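\title{Exact implementation of a two-qubit controlled unitary by separable operations with a partially entangled pair}

\begin{abstract}
Two parties share the state $\cos\theta|00\rangle+\sin\theta|11\rangle$ and want to apply a controlled phase gate of angle $\phi$, exactly, to two further qubits. We determine the largest success probability under separable operations for all $\theta$ and $\phi$. For weakly entangled resources it equals $\sin^22\theta/[2(1-|\cos\frac\phi2|\cos2\theta)]$ and is reached by one-way LOCC; otherwise it is the middle root of an explicit cubic. Concentrating the resource to a Bell pair first is optimal exactly for gates of the CNOT class. The proof identifies each success Kraus operator with a splitting of a $2\times2$ matrix into two matrices of rank at most one, reduces the trace constraint to one inequality in two real parameters, and saturates this inequality with six product Kraus operators.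
\end{abstract}

\section{The problem and the result}\label{sec:intro}

Alice holds a qubit $A_1$ and Bob a qubit $B_1$. They want to apply the controlled unitary
\[
U=|0\rangle\langle0|\otimes I+|1\rangle\langle1|\otimes\big(|0\rangle\langle0|+e^{i\phi}|1\rangle\langle1|\big),\qquad \phi\in(0,2\pi),
\]
to $A_1B_1$. This family is general: in a controlled unitary $|0\rangle\langle0|\otimes V_0+|1\rangle\langle1|\otimes V_1$ one removes $V_0$ on Bob's side, diagonalizes $V_0^\dagger V_1$, and absorbs one of its eigenvalues into a diagonal unitary on Alice's side; what remains is $U$, and the gate is non-local exactly when $e^{i\phi}\ne1$. As a resource the parties share two further qubits $R_A$ (Alice) and $R_B$ (Bob) in the state $\tau_\theta=|\tau_\theta\rangle\langle\tau_\theta|$,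
\[
|\tau_\theta\rangle=\cos\theta\,|00\rangle+\sin\theta\,|11\rangle,\qquad\theta\in(0,\pi/4].
\]

An \emph{operation} is a completely positive map $\Lambda(\omega)=\sum_kK_k\omega K_k^\dagger$ with finitely many Kraus operators $K_k$; it is trace preserving if and only if $\sum_kK_k^\dagger K_k=I$. It is \emph{separable} (SEP) if the Kraus operators can be chosen of product form $K_A\otimes K_B$, with $K_A$ acting on Alice's systems and $K_B$ on Bob's. In an \emph{LOCC} protocol the parties alternate local measurements and tell each other the outcomes; in \emph{one-way} LOCC Alice measures once and Bob then acts, knowing her outcome. Each record of outcomes of an LOCC protocol contributes a product of Alice's operators tensored with a product of Bob's, so LOCC operations are separable.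

\begin{definition}\label{def:p}
The number $p(U,\tau_\theta)$ is the supremum of $p$ over all pairs $(\Lambda_{\rm succ},\Lambda_{\rm fail})$ of SEP operations from $A_1R_A:B_1R_B$ to $A_1:B_1$ such that $\Lambda_{\rm succ}+\Lambda_{\rm fail}$ is trace preserving and
\[
\Lambda_{\rm succ}(\rho\otimes\tau_\theta)=p\,U\rho U^\dagger\quad\text{for every state }\rho\text{ on }A_1B_1 .
\]
\end{definition}

The pair is a measurement with two outcomes. With probability $p$, for every input, it reports success, and then $U$ has been applied without error; on failure nothing is required. It is known that a Bell pair suffices for a deterministic LOCC implementation, so $p(U,\tau_{\pi/4})=1$; the protocol is recalled in Section~\ref{sec:protocols}. At the excluded end $\theta=0$ the resource is a product state, and product Kraus operators cannot produce the non-product operator $U$. The problem of determining $p(U,\tau_\theta)$ for $\theta\in(0,\pi/4)$ is taken from \cite{AMO}.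

A first guess is $2\sin^2\theta$: a local filter turns $\tau_\theta$ into a Bell pair with this probability, and the Bell pair is then consumed. The guess ignores $\phi$, which is suspicious, since a gate close to the identity creates little entanglement. The answer does depend on $\phi$. Throughout,
\[
c=\cos\theta,\quad s=\sin\theta,\quad C=\cos2\theta,\quad S=\sin2\theta,\quad \sigma=|\sin\tfrac\phi2|\in(0,1],\quad\kappa=|\cos\tfrac\phi2|\in[0,1),
\]
so that $1-C=2\sin^2\theta$, and $X,Y,Z$ are the Pauli matrices.

\begin{theorem}\label{thm:main}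
Let $\theta\in(0,\pi/4)$, $\phi\in(0,2\pi)$ and
\[
C_*(\phi)=\Big(\kappa+\sigma\sqrt{\tfrac{\sigma}{2-\sigma}}\Big)^{-1}.
\]
Then $C_*(\phi)\in(0,1]$, with $C_*(\phi)=1$ if and only if $\phi=\pi$.
\begin{itemize}
\item[(I)] If $\cos2\theta\ge C_*(\phi)$, then
\[
p(U,\tau_\theta)=p_{\rm I}:=\frac{\sin^22\theta}{2\,(1-|\cos\frac\phi2|\cos2\theta)} .
\]
\item[(II)] If $\cos2\theta<C_*(\phi)$, then $p(U,\tau_\theta)$ is the unique $p\in[1-\cos2\theta,1]$ solving
\begin{equation}\label{eq:cubic}
\sigma^2\,p\,\big[\cos^22\theta-(1-p)^2\big]=(1-\sigma)(1-p)\sin^22\theta .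
\end{equation}
Explicitly, with $\beta=C^2+(1-\sigma)S^2/\sigma^2$,
\begin{equation}\label{eq:closed}
p=\frac23-\frac23\sqrt{1+3\beta}\,\cos\Big[\frac13\arccos\frac{2+9\beta-27C^2}{2(1+3\beta)^{3/2}}-\frac{2\pi}3\Big].
\end{equation}
\end{itemize}
The supremum is attained, with six product Kraus operators in $\Lambda_{\rm succ}$.
\end{theorem}

\begin{theorem}\label{thm:more}
Let $\theta\in(0,\pi/4)$ and $\phi\in(0,2\pi)$.
\begin{itemize}
\item[(a)] The value is unchanged if $\Lambda_{\rm fail}$ is allowed to be an arbitrary completely positive map.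
\item[(b)] The probability $p_{\rm I}$ is achievable by one-way LOCC for all $\theta,\phi$. In regime \textup{(I)}, and also for $\phi=\pi$, the LOCC and SEP optima coincide.
\item[(c)] $p(U,\tau_\theta)=2\sin^2\theta$ if $\phi=\pi$, and $p(U,\tau_\theta)>2\sin^2\theta$ for every $\phi\neq\pi$. Thus concentrating to a Bell pair and then implementing the gate is optimal exactly for gates of the CNOT class.
\item[(d)] $p(U,\tau_\theta)<1$, and for fixed $\theta$, $p(U,\tau_\theta)\to1$ as $e^{i\phi}\to1$.
\end{itemize}
\end{theorem}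

For $\phi=\pi$ the gate is $\operatorname{diag}(1,1,1,-1)$, which Hadamard gates on $B_1$ turn into CNOT. We do not determine whether LOCC attains the SEP value in regime (II) when $\phi\ne\pi$.

Section~\ref{sec:protocols} brings $U$ to a symmetric form and gives two LOCC protocols. Section~\ref{sec:split} describes all success Kraus operators and settles $\phi=\pi$ by hand. Sections~\ref{sec:upper} and~\ref{sec:solve} derive and solve a necessary inequality for $p$, Section~\ref{sec:construct} shows that it is also sufficient, and Section~\ref{sec:final} assembles the theorems.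

\section{Normal form and two LOCC protocols}\label{sec:protocols}

\subsection*{Normal form}
Conjugate all Kraus operators entrywise in the computational basis. Products stay products, $\sum K^\dagger K=I$ is preserved, and $|\tau_\theta\rangle$ is real, so a protocol for $U$ becomes a protocol for $\overline U$, that is, for $2\pi-\phi$ in place of $\phi$. The numbers $\sigma,\kappa$ do not change. We therefore assume $\phi\in(0,\pi]$ and put
\[
\gamma=\phi/4\in(0,\pi/4],\qquad \sigma=\sin2\gamma,\qquad\kappa=\cos2\gamma .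
\]
Let $\eta_x=(-1)^x$ and $\varepsilon_{xy}=\eta_x\eta_y$ for $x,y\in\{0,1\}$. From $U|xy\rangle=e^{i\phi xy}|xy\rangle$ and $xy=\frac14(1-\eta_x-\eta_y+\varepsilon_{xy})$ we get $U=e^{i\gamma}(e^{-i\gamma Z}\otimes e^{-i\gamma Z})\,W$ with
\[
W=e^{i\gamma Z\otimes Z}=\cos\gamma\;I\otimes I+i\sin\gamma\;Z\otimes Z,\qquad W|xy\rangle=M_{xy}|xy\rangle,\qquad M_{xy}=\cos\gamma+i\varepsilon_{xy}\sin\gamma .
\]
Local unitaries applied at the end convert protocols for $W$ into protocols for $U$ and back. Both reductions also preserve LOCC, one-way LOCC and the relaxed class in Theorem~\ref{thm:more}(a). From now on the target is $W$.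

\subsection*{Eliminating the failure operation}
Call an operator on a bipartite space \emph{separable} if it is a finite sum of terms $|\psi\rangle\langle\psi|\otimes|\psi'\rangle\langle\psi'|$.

\begin{lemma}\label{lem:fail}
Let $\Lambda_{\rm succ}$ have Kraus operators $K_k$, and let $\Delta=I-\sum_kK_k^\dagger K_k$. If $\Lambda_{\rm succ}+\Lambda_{\rm fail}$ is trace preserving for some completely positive $\Lambda_{\rm fail}$, then $\Delta\ge0$. If $\Delta$ is separable across $A_1R_A:B_1R_B$, then such a $\Lambda_{\rm fail}$ exists in SEP.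
\end{lemma}

\begin{proof}
If $\Lambda_{\rm fail}$ has Kraus operators $L_j$, then $\Delta=\sum_jL_j^\dagger L_j\ge0$. If $\Delta=\sum_j|\psi_j\rangle\langle\psi_j|\otimes|\psi'_j\rangle\langle\psi'_j|$, take $L_j=|0\rangle\langle\psi_j|\otimes|0\rangle\langle\psi'_j|$.
\end{proof}

The upper bound will use only $\Delta\ge0$; the construction must deliver a separable $\Delta$. That the two meet is the content of Theorem~\ref{thm:more}(a).

\subsection*{Protocol A: concentrate, then use the Bell pair}
Alice measures $R_A$ with Kraus operators $\operatorname{diag}(\tan\theta,1)$ and $\operatorname{diag}(\sqrt{1-\tan^2\theta},0)$. The first maps $|\tau_\theta\rangle$ to $s(|00\rangle+|11\rangle)$, a Bell pair with probability $2s^2$. Given the Bell pair, Alice applies CNOT from $A_1$ to $R_A$ and measures $R_A$ in the computational basis with outcome $m$. In the component where $A_1$ is in $|x\rangle$, the qubit $R_B$ is now in $|x\oplus m\rangle$, and Bob applies $X^m$ to make it $|x\rangle$. He applies $W$ to $R_BB_1$ and measures $R_B$ in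 the basis $(|0\rangle+(-1)^n|1\rangle)/\sqrt2$. This leaves the sign $(-1)^{nx}$, which Alice removes with $Z^n$. Every branch applies $W$, so the success probability is $2s^2=1-C$.

\subsection*{Protocol B: one-way}
Here the two terms of $|\tau_\theta\rangle$ are matched with the two terms of $W$. Alice measures $A_1R_A$ with
\[
K_A^\pm=\tfrac1{\sqrt2}\big(I\otimes\langle0|\pm Z\otimes\langle1|\big),\qquad\textstyle\sum_\pm K_A^{\pm\dagger}K_A^\pm=I\otimes|0\rangle\langle0|+Z^2\otimes|1\rangle\langle1|=I,
\]
and sends the outcome. Bob's success operator is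
\[
K_B^\pm=\sqrt{p_{\rm I}}\,\Big(\frac{\cos\gamma}{c}\,I\otimes\langle0|\pm\frac{i\sin\gamma}{s}\,Z\otimes\langle1|\Big).
\]
The operator $K_B^{\pm\dagger}K_B^\pm$ is block diagonal in the basis of $B_1$, and each block has rank one and trace
\[
p_{\rm I}\,\frac{s^2\cos^2\gamma+c^2\sin^2\gamma}{c^2s^2}=p_{\rm I}\,\frac{(1-C)(1+\kappa)+(1+C)(1-\kappa)}{S^2}=p_{\rm I}\,\frac{2(1-\kappa C)}{S^2}=1 .
\]
So $K_B^{\pm\dagger}K_B^\pm\le I$, and Bob completes his measurement with a failure outcome. Since $(K_A^\pm\otimes K_B^\pm)(I\otimes|\tau_\theta\rangle)=\sqrt{p_{\rm I}/2}\;W$, the two outcomes together succeed with probability $p_{\rm I}$.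

\medskip
Since $p_{\rm I}=(1-C)(1+C)/[2(1-\kappa C)]$, Protocol B beats Protocol A exactly when $C>1/(1+2\kappa)$, which happens for small $\theta$ whenever $\phi\ne\pi$. A refined guess would be $\max\{1-C,\,p_{\rm I}\}$. It is correct in regime (I) and for $\phi=\pi$, and too small in all other cases (Remark~\ref{rem:both}).

\section{Success Kraus operators and rank-one splittings}\label{sec:split}

The optimization runs over families of operators on four qubits. It becomes small because $W$ is a sum of exactly two product operators and $|\tau_\theta\rangle$ of exactly two product vectors, which leaves a success Kraus operator little freedom.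

\begin{definition}
A \emph{splitting} is a pair $(P,Q)$ of complex $2\times2$ matrices with $P+Q=M$ and $\det P=\det Q=0$. Its Gram matrices are
\[
\Gamma_{xy}=\begin{pmatrix}|P_{xy}|^2&\overline{P_{xy}}\,Q_{xy}\\ P_{xy}\overline{Q_{xy}}&|Q_{xy}|^2\end{pmatrix},\qquad x,y\in\{0,1\}.
\]
\end{definition}

\begin{lemma}\label{lem:structure}
Let $K_k$ be product operators with $\sum_kK_k^\dagger K_k\le I$ and $\sum_kK_k(\rho\otimes\tau_\theta)K_k^\dagger=p\,W\rho W^\dagger$ for all states $\rho$, where $p>0$. Then there are finitely many splittings $(P^k,Q^k)$ and weights $|\lambda_k|^2>0$ with $\sum_k|\lambda_k|^2=p$ such that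
\begin{equation}\label{eq:four}
\sum_k|\lambda_k|^2\,\Gamma^k_{xy}\le D^2\quad\text{for all }x,y,\qquad D=\operatorname{diag}(c,s).
\end{equation}
\end{lemma}

\begin{proof}
Let $L_k=K_k(I\otimes|\tau_\theta\rangle)$, an operator on $A_1B_1$. For an operator $L$ write $|L\rangle\!\rangle=\sum_{xy}L|xy\rangle\otimes|xy\rangle$. The maps $\rho\mapsto\sum_kL_k\rho L_k^\dagger$ and $\rho\mapsto pW\rho W^\dagger$ are equal, so their Choi matrices are equal: $\sum_k|L_k\rangle\!\rangle\langle\!\langle L_k|=p|W\rangle\!\rangle\langle\!\langle W|$. The right side has rank one, so $L_k=\lambda_kW$ with $\sum_k|\lambda_k|^2=p$. Discard the $k$ with $\lambda_k=0$; this only decreases $\sum_kK_k^\dagger K_k$.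

Fix $k$ and write $K_k=K_A\otimes K_B$, $K_A=\sum_rA_r\otimes\langle r|$, $K_B=\sum_rB_r\otimes\langle r|$. Then
\begin{equation}\label{eq:twoterms}
c\,A_0\otimes B_0+s\,A_1\otimes B_1=\lambda_k\big(\cos\gamma\;I\otimes I+i\sin\gamma\;Z\otimes Z\big).
\end{equation}
Apply all linear functionals to the second tensor factor. The right side sweeps out $\operatorname{span}\{I,Z\}$, because $\lambda_k\cos\gamma\sin\gamma\ne0$, and the left side stays in $\operatorname{span}\{A_0,A_1\}$, which has dimension at most two. The two spaces are equal, so $A_0,A_1$ are diagonal. Exchanging the roles of the factors, $B_0,B_1$ are diagonal. Write $A_r=\sum_xa_r(x)|x\rangle\langle x|$, $B_r=\sum_yb_r(y)|y\rangle\langle y|$, and put $P_{xy}=c\,a_0(x)b_0(y)/\lambda_k$, $Q_{xy}=s\,a_1(x)b_1(y)/\lambda_k$. Both matrices have rank at most one, and \eqref{eq:twoterms} says $P+Q=M$.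

Now $K_k=\sum_{xy}|xy\rangle\langle xy|\otimes\langle\xi^k_{xy}|$ with $\langle\xi^k_{xy}|=\sum_{r,r'}a_r(x)b_{r'}(y)\langle rr'|$, and therefore
\begin{equation}\label{eq:blocks}
\sum_kK_k^\dagger K_k=\sum_{xy}|xy\rangle\langle xy|\otimes E_{xy},\qquad E_{xy}=\sum_k|\xi^k_{xy}\rangle\langle\xi^k_{xy}|\le I .
\end{equation}
The coefficients of $\langle\xi^k_{xy}|$ on $\langle00|$ and $\langle11|$ are $\lambda_kP_{xy}/c$ and $\lambda_kQ_{xy}/s$, so the compression of $E_{xy}$ to $\operatorname{span}\{|00\rangle,|11\rangle\}$ is $D^{-1}\big(\sum_k|\lambda_k|^2\Gamma^k_{xy}\big)D^{-1}$. It is at most $I$; multiply by $D$ on both sides.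
\end{proof}

The hypotheses enter in \eqref{eq:twoterms}. If $e^{i\phi}=1$, then $\sin\gamma=0$, nothing forces diagonal blocks, and $p=1$ by ignoring the resource. The dimension count needs the resource to have only two terms. Without the product form, $P$ and $Q$ would be unconstrained in rank, and a global operation simply applies $W$.

The matrix $P$ is the part of $W$ carried by the term $|00\rangle$ of the resource, and $Q$ the part carried by $|11\rangle$. Protocol B has $P_{xy}=\cos\gamma$, $Q_{xy}=i\varepsilon_{xy}\sin\gamma$. In Protocol A the outcome $m$ selects the term $|rr\rangle$ with $r=x\oplus m$, so $P$ is the row $x=m$ of $M$ and $Q$ the other row.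

\subsection*{The case $\phi=\pi$ by hand}
Let $\langle\cdot\rangle$ denote the average over the four pairs $(x,y)$. The weak term $s|11\rangle$ of the resource must carry $Q$, and $Q$ cannot be small, because $M$ is far from the matrices of rank one. Indeed, $M$ acts as $2\cos\gamma$ on $(1,1)^T$ and as $2i\sin\gamma$ on $(1,-1)^T$, so $\|Me\|\ge2\sin\gamma$ for every unit vector $e$. Taking $e$ in the kernel of $P$ gives $\sum_{xy}|Q_{xy}|^2\ge\|Qe\|^2=\|Me\|^2\ge4\sin^2\gamma$, that is, $\langle|Q|^2\rangle\ge\sin^2\gamma$. Averaging the lower right entry of \eqref{eq:four} over $x,y$ yields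
\begin{equation}\label{eq:diagbound}
p\le\frac{s^2}{\sin^2\gamma}=\frac{1-C}{1-\kappa}.
\end{equation}
For $\phi=\pi$ we have $\kappa=0$, the bound is $1-C$, and Protocol A attains it. This is the whole method in its simplest form: a constraint on splittings, inserted into an average of \eqref{eq:four}. For $\kappa>0$ the bound \eqref{eq:diagbound} is empty as soon as $C\le\kappa$. One has to use the full matrix inequality, and for that one needs the joint range of all entries of the averaged Gram matrix.

\section{A necessary inequality}\label{sec:upper}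

Which average of the four inequalities \eqref{eq:four} should be taken? Flipping $x$ changes the sign of $\varepsilon_{xy}$ and so conjugates $M_{xy}$. The problem is therefore invariant under flipping $x$ together with complex conjugation, and the average adapted to this symmetry conjugates the two inequalities with $\varepsilon_{xy}=-1$:
\[
\Gamma=\tfrac14\big(\Gamma_{00}+\Gamma_{11}+\overline{\Gamma_{01}}+\overline{\Gamma_{10}}\big).
\]
It depends on the splitting through two real numbers only.

\begin{lemma}\label{lem:split}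
For every splitting there are real numbers $N$ and $t$ with
\begin{equation}\label{eq:Gamma}
\Gamma=\tfrac12\big[N I+(1-N)X-\sigma t\,Y+\kappa t\,Z\big],\qquad N\ge N_*(t):=\tfrac12(1+t^2)+\tfrac\sigma2|1-t^2| .
\end{equation}
\end{lemma}

\begin{proof}
The functions $1,\varepsilon_{xy},\eta_x,\eta_y$ are orthonormal for the average $\langle\cdot\rangle$. Expand $P_{xy}=f+g\,\varepsilon_{xy}+h\,\eta_x+h'\eta_y$. Then
\[
\det P=\big[(f+g)^2-(h+h')^2\big]-\big[(f-g)^2-(h-h')^2\big]=4(fg-hh').
\]
The coefficients of $Q=M-P$ are $\cos\gamma-f$, $i\sin\gamma-g$, $-h$, $-h'$. The two rank conditions read $fg=hh'=(\cos\gamma-f)(i\sin\gamma-g)$, and cancelling $fg$ leaves the linear relation $f/\cos\gamma+g/(i\sin\gamma)=1$. So there is $z\in\mathbb C$ with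
\[
f=z\cos\gamma,\qquad g=i(1-z)\sin\gamma,\qquad hh'=\tfrac{i\sigma}2\,z(1-z).
\]
Put $t=2\operatorname{Re}z-1=|z|^2-|1-z|^2$. The diagonal entries of $\Gamma$ are, by Parseval's identity,
\[
\begin{aligned}
\langle|P|^2\rangle&=|z|^2\cos^2\gamma+|1-z|^2\sin^2\gamma+|h|^2+|h'|^2,\\
\langle|Q|^2\rangle&=|1-z|^2\cos^2\gamma+|z|^2\sin^2\gamma+|h|^2+|h'|^2 .
\end{aligned}
\]
Their difference is $\kappa t$. Their sum $N$ satisfies, by $|h|^2+|h'|^2\ge2|hh'|$,
\[
N\ge|z|^2+|1-z|^2+2\sigma|z||1-z|\ge\tfrac14(1+t)^2+\tfrac14(1-t)^2+\tfrac\sigma2|1-t^2|=N_*(t),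
\]
where we used $|z|\ge\frac12|1+t|$ and $|1-z|\ge\frac12|1-t|$.

The lower left entry of $\Gamma$ is $\langle\operatorname{Re}P\overline Q\rangle+i\langle\varepsilon\operatorname{Im}P\overline Q\rangle$. Since $|M_{xy}|=1$, we have $1=\langle|P+Q|^2\rangle=N+2\langle\operatorname{Re}P\overline Q\rangle$, so the real part is $(1-N)/2$. Since $P\overline Q=P\overline M-|P|^2$, the imaginary part is
\[
\operatorname{Im}\langle\varepsilon P(\cos\gamma-i\varepsilon\sin\gamma)\rangle=\operatorname{Im}(g\cos\gamma-if\sin\gamma)=\operatorname{Im}\big[\tfrac{i\sigma}2(1-2z)\big]=-\tfrac{\sigma t}2 .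
\]
Reading off the Pauli coefficients gives \eqref{eq:Gamma}.
\end{proof}

With the plain average the coefficient of $Y$ would be $\operatorname{Im}\langle P\overline M\rangle=\kappa\operatorname{Im}z$, which vanishes for real $z$; the term $\sigma t$, which is active in the optimum, would be lost.

Define
\begin{equation}\label{eq:F}
\begin{aligned}
F(p,N,t)&=(1-pN)^2-p^2(1-N)^2-p^2\sigma^2t^2-(C-p\kappa t)^2\\
&=S^2-2pN+2p\kappa Ct+p^2(2N-1-t^2),
\end{aligned}
\end{equation}
where the second line uses $\sigma^2+\kappa^2=1$. Recall that $n_0I+n_1X+n_2Y+n_3Z$ with real coefficients has eigenvalues $n_0\pm\sqrt{n_1^2+n_2^2+n_3^2}$. It is positive semidefinite if and only if $n_0\ge0$ and its determinant $n_0^2-n_1^2-n_2^2-n_3^2$ is nonnegative.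

\begin{proposition}\label{prop:necessary}
Under the hypotheses of Lemma~\ref{lem:structure}, there is a real $t$ with $F(p,N_*(t),t)\ge0$.
\end{proposition}

\begin{proof}
Complex conjugation preserves the order of Hermitian matrices and fixes $D^2=\frac12(I+CZ)$. Averaging \eqref{eq:four} as in the definition of $\Gamma$ gives $\sum_k|\lambda_k|^2\Gamma^k\le D^2$. Let $\bar N,\bar t$ be the averages of $N_k,t_k$ with the probability weights $|\lambda_k|^2/p$. Since \eqref{eq:Gamma} is affine in $(N,t)$,
\[
(1-p\bar N)I-p(1-\bar N)X+p\sigma\bar t\,Y+(C-p\kappa\bar t)Z\ge0 ,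
\]
and the determinant of the left side is $F(p,\bar N,\bar t)$. The function
\[
N_*(t)=\max\Big\{\tfrac{1+\sigma}2+\tfrac{1-\sigma}2t^2,\ \tfrac{1-\sigma}2+\tfrac{1+\sigma}2t^2\Big\}
\]
is convex, so Jensen's inequality gives $\bar N\ge N_*(\bar t)$. Finally $p\le1$, because $\sum_kK_k^\dagger K_k\le I$, and hence $\partial F/\partial N=-2p(1-p)\le0$. Thus $F(p,N_*(\bar t),\bar t)\ge F(p,\bar N,\bar t)\ge0$.
\end{proof}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[x=2.7cm,y=4.6cm]
\fill[gray!20] plot[domain=-1.2:-1] (\x,{0.25+0.75*(\x)*(\x)}) -- plot[domain=-1:1] (\x,{0.75+0.25*(\x)*(\x)}) -- plot[domain=1:1.2] (\x,{0.25+0.75*(\x)*(\x)}) -- cycle;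
\draw[thick] plot[domain=-1.2:-1] (\x,{0.25+0.75*(\x)*(\x)}) -- plot[domain=-1:1] (\x,{0.75+0.25*(\x)*(\x)}) -- plot[domain=1:1.2] (\x,{0.25+0.75*(\x)*(\x)});
\draw[->] (-1.4,0.6)--(1.45,0.6) node[right] {$t$};
\draw[->] (0,0.6)--(0,1.43) node[above] {$N$};
\draw[dotted] (1,0.6) node[below] {$1$} -- (1,1);
\draw[dotted] (-1,0.6) node[below] {$-1$} -- (-1,1);
\fill (0,1) circle (1.6pt) node[above right] {A};
\fill (1,1) circle (1.6pt) node[right] {B};
\draw[fill=white] (0.7746,0.9) circle (1.8pt);
\node[below left] at (0,0.75) {$\frac{1+\sigma}2$};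
\end{tikzpicture}
\caption{The convex region $N\ge N_*(t)$ that contains the parameters $(t,N)$ of all splittings, drawn for $\sigma=\frac12$ (the horizontal axis is not at $N=0$). Protocol A sits at $(0,1)$ in the interior, Protocol B at the corner $(1,1)$. The construction of Section~\ref{sec:construct} uses the corner in regime (I) and a point of the lower arc in regime (II); the open circle is the point $(\sqrt{3/5},9/10)$ of Example~\ref{ex:pi3}.}\label{fig:region}
\end{figure}

Figure~\ref{fig:region} locates the two protocols. For Protocol B, $z=1$, so $(t,N)=(1,1)$ and $F(p,1,1)=S^2-2p(1-\kappa C)$ vanishes at $p_{\rm I}$. For Protocol A, $f=\langle P\rangle=\frac12\cos\gamma$ and $P,Q$ have disjoint supports, so $(t,N)=(0,1)$ and $F(p,1,0)=(1-p)^2-C^2$ vanishes at $1-C$. Each protocol exhausts the inequality at its own point. But $N_*(0)=\frac{1+\sigma}2<1$ for $\sigma<1$, so point A is not on the boundary and leaves room for improvement.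

\section{Solving the inequality}\label{sec:solve}

For $p\in(0,1]$ let $G(p)=\sup_{t\in\mathbb R}F(p,N_*(t),t)$, and abbreviate
\[
q=1-p,\qquad L=1-\sigma q>0,\qquad w=1-\kappa C>0,\qquad p_c=1-w/\sigma<1 .
\]

\begin{proposition}\label{prop:solve}
Let $\theta\in(0,\pi/4)$. The supremum defining $G(p)$ is attained at $t_p=\min(1,\kappa C/L)\in[0,1]$. There is $p^\circ\in(0,1)$ with $G(p^\circ)=0$ and $G<0$ on $(p^\circ,1]$, and $p^\circ$ is the number described in Theorem~\ref{thm:main}\textup{(I)}, \textup{(II)}. The assertions of that theorem on $C_*$, on uniqueness in \eqref{eq:cubic} and on \eqref{eq:closed} hold.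
\end{proposition}

\begin{proof}
\emph{Maximizing in $t$.} Inserting the two branches of $N_*$ into \eqref{eq:F} gives
\begin{equation}\label{eq:branches}
F(p,N_*(t),t)=\begin{cases}(1-p)(1-\sigma p)-C^2+2p\kappa Ct-pLt^2,&|t|\le1,\\ S^2-p(1-\sigma)-\sigma p^2+2p\kappa Ct-p(1+\sigma q)t^2,&|t|\ge1.\end{cases}
\end{equation}
Replacing $t$ by $|t|$ does not decrease $F$, as $\kappa C\ge0$. The second branch is decreasing for $t\ge1$, as $\kappa C<1\le1+\sigma q$. The first is a strictly concave parabola with vertex $\kappa C/L$. So the maximum is at $t_p$. The condition $L\le\kappa C$ is equivalent to $p\le p_c$, and then $G(p)=F(p,1,1)=S^2-2pw$. For $p\ge p_c$ we have $LG(p)=q(1-\sigma p)L-C^2(L-p\kappa^2)$. With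
\[
(1-\sigma p)L=(1-\sigma+\sigma q)(1-\sigma q)=1-\sigma+\sigma^2q(1-q),\qquad L-p\kappa^2=\sigma^2(1-q)+(1-\sigma)q,
\]
this becomes
\[
L\,G(p)=H(p):=(1-\sigma)qS^2-\sigma^2p\,(C^2-q^2)\qquad(p\ge p_c),
\]
and $H(p)=0$ is equation \eqref{eq:cubic}.

\emph{The sign of $H$ on $(0,1]$.} For $q>C$ the second term is positive and the first nonnegative, so $H>0$. For $q\in[0,C]$ the product $(1-q)(C^2-q^2)$ is strictly decreasing in $q$, so $H$ is strictly increasing in $q$, from $-\sigma^2C^2<0$ at $q=0$ to $(1-\sigma)CS^2\ge0$ at $q=C$. (Here $C>0$, that is $\theta<\pi/4$, is used.) So $H$ has a unique zero $p_{\rm II}\in[1-C,1)$, with $H>0$ for $p<p_{\rm II}$ and $H<0$ for $p>p_{\rm II}$.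

\emph{The two cases.} Note that $p_{\rm I}=S^2/(2w)>0$. Suppose $p_{\rm I}\le p_c$. Then $G(p_{\rm I})=0$ and $G<0$ on $(p_{\rm I},p_c]$. Moreover $G(p_c)\le0$ gives $H(p_c)\le0$, so $p_{\rm II}\le p_c$ and $G<0$ on $(p_c,1]$. Put $p^\circ=p_{\rm I}\le p_c<1$. Suppose instead $p_{\rm I}>p_c$. Either $p_c\le0$, or $p_c>0$ and $G(p_c)>0$, hence $H(p_c)>0$. In both situations $p_{\rm II}>p_c$, so $G=H/L$ on $[p_{\rm II},1]$. Put $p^\circ=p_{\rm II}$.

\emph{The threshold.} The condition $p_{\rm I}\le p_c$ reads $\sigma(1-C^2)\le2(1-\kappa C)(\sigma-1+\kappa C)$, or, after expanding,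
\begin{equation}\label{eq:quad}
(2-\sigma)-2\kappa(2-\sigma)C+(2\kappa^2-\sigma)C^2\le0 .
\end{equation}
Divide by $(2-\sigma)C^2$ and complete the square in $1/C$:
\[
\Big(\frac1C-\kappa\Big)^2\le\kappa^2-\frac{2\kappa^2-\sigma}{2-\sigma}=\frac{\sigma(1-\kappa^2)}{2-\sigma}=\frac{\sigma^3}{2-\sigma}.
\]
For $C\in(0,1]$ we have $1/C>\kappa$, so \eqref{eq:quad} is equivalent to $C\ge C_*$, with equality in one exactly when there is equality in the other. At $C=1$ the left side of \eqref{eq:quad} equals $2(1-\kappa)(1-\kappa-\sigma)$. Since $(\kappa+\sigma)^2=1+2\kappa\sigma$, this is negative for $\kappa>0$ and zero for $\kappa=0$. Hence $C_*\le1$, with equality exactly for $\phi=\pi$.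

\emph{The closed form.} Dividing \eqref{eq:cubic} by $\sigma^2$ gives $(1-q)(C^2-q^2)=(\beta-C^2)q$, that is, $q^3-q^2-\beta q+C^2=0$. This cubic equals $C^2>0$ at $q=0$, $-(\beta-C^2)C\le0$ at $q=C$ and $-(\beta-C^2)\le0$ at $q=1$. So it has one negative root, one root in $(0,C]$ and one root in $[1,\infty)$, and $1-p_{\rm II}$ is the middle one. Substitute $q=\frac13+\varrho\cos\psi$ with $\varrho=\frac23\sqrt{1+3\beta}$. The shift by $\frac13$ turns the cubic into $y^3-(\beta+\frac13)y+(C^2-\frac\beta3-\frac2{27})$, and $\beta+\frac13=\frac34\varrho^2$, so by $4\cos^3\psi-3\cos\psi=\cos3\psi$ the equation becomes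
\[
\cos3\psi=\frac4{\varrho^3}\Big(\frac2{27}+\frac\beta3-C^2\Big)=\frac{2+9\beta-27C^2}{2(1+3\beta)^{3/2}} .
\]
The right side lies in $[-1,1]$: otherwise $4u^3-3u$ would take this value at only one real $u$, while the cubic has three real roots. With $\psi_0\in[0,\pi/3]$ one third of its arccosine, $\cos\psi_0\ge\frac12\ge\cos(\psi_0-\frac{2\pi}3)\ge-\frac12\ge\cos(\psi_0+\frac{2\pi}3)$. The middle root has $\psi=\psi_0-\frac{2\pi}3$, and $p=1-q$ is \eqref{eq:closed}.
\end{proof}

At $C=C_*<1$ we have $p_{\rm I}=p_c$ and $H(p_c)=0$, so the formulas (I) and (II) agree on the boundary between the regimes.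

\section{A separable instrument that attains the bound}\label{sec:construct}

The upper bound discarded information three times: it averaged the four inequalities \eqref{eq:four}, it looked only at the $\{00,11\}$ block of $E_{xy}$, and it asked for $I-E_{xy}\ge0$ where separability is needed. The construction has to make each of these losses harmless. The tool for the second and third is an average over cube roots of unity.

Let $\zeta=e^{2\pi i/3}$ and let $|\xi_l\rangle$, $l=0,1,2$, arise from a two-qubit vector $|\xi\rangle$ by multiplying its components along $|00\rangle,|01\rangle,|10\rangle,|11\rangle$ by $1,\zeta^{-l},\zeta^{l},1$ (or by the conjugate phases). An entry of $|\xi_l\rangle\langle\xi_l|$ acquires the phase $\zeta^{ln}$ with $n\in\{0,\pm1,\pm2\}$, and $n=0$ only on the diagonal and for the pair $\{00,11\}$. Since $\sum_l\zeta^{ln}=0$ for $n=\pm1,\pm2$: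
\begin{equation}\label{eq:twirl}
\begin{gathered}
\text{$\tfrac13\textstyle\sum_l|\xi_l\rangle\langle\xi_l|$ agrees with $|\xi\rangle\langle\xi|$ on the diagonal and on the pair $\{00,11\}$,}\\
\text{and all its other entries vanish.}
\end{gathered}
\end{equation}
The phases come from the local unitary $\operatorname{diag}(1,\zeta^l)\otimes\operatorname{diag}(1,\zeta^{-l})$, which fixes $|\tau_\theta\rangle$ and preserves product vectors. Signs $\pm1$ would not do, since they leave the entry between $01$ and $10$, where $n=\pm2$.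

\begin{lemma}\label{lem:sep}
Let $\Delta$ be a Hermitian two-qubit operator with diagonal entries $d_{00},d_{01},d_{10},d_{11}$ whose only off-diagonal entries are $\langle00|\Delta|11\rangle=r$ and its conjugate. If $d_{00},d_{11}\ge0$, $d_{00}d_{11}\ge|r|^2$ and $d_{01},d_{10}\ge|r|$, then $\Delta$ is separable.
\end{lemma}

\begin{proof}
A diagonal operator with nonnegative entries is separable, which settles $r=0$. Otherwise $d_{00}>0$. Put $\tilde d=|r|^2/d_{00}\le d_{11}$, write $r=|r|e^{-i\chi}$, and let
\[
|\xi_l\rangle=\big(d_{00}^{1/4}|0\rangle+e^{i\chi}\zeta^l\tilde d^{\,1/4}|1\rangle\big)\otimes\big(d_{00}^{1/4}|0\rangle+\zeta^{-l}\tilde d^{\,1/4}|1\rangle\big).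
\]
By \eqref{eq:twirl} and $\sqrt{d_{00}\tilde d}=|r|$, the separable operator $\frac13\sum_l|\xi_l\rangle\langle\xi_l|$ has diagonal $(d_{00},|r|,|r|,\tilde d)$ and the same off-diagonal entries as $\Delta$. The difference is diagonal and nonnegative.
\end{proof}

A condition on $d_{01},d_{10}$ cannot be avoided: the partial transpose of a separable operator is positive, and for $\Delta$ this requires $d_{01}d_{10}\ge|r|^2$. So the entries of $E_{xy}$ at $01$ and $10$, which the upper bound never saw, must be kept small. They depend on how $P$ and $Q$ are factored between Alice and Bob, and a balanced factorization turns out to suffice.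

\begin{proposition}\label{prop:sufficient}
Let $p\in(0,1)$ and $t\in[0,1]$ satisfy $F(p,N_*(t),t)\ge0$. Then $p$ is achieved by a pair of SEP operations with six Kraus operators in $\Lambda_{\rm succ}$.
\end{proposition}

\begin{proof}
\emph{The splitting.} Equality in Lemma~\ref{lem:split} holds when $z=\frac{1+t}2$ is real and $|h|=|h'|$. We take $h=ih'$ with $h'\ge0$. To factor $P$ and $Q$, let
\[
\alpha=\sqrt{z\cos\gamma},\quad\delta=\sqrt{(1-z)\sin\gamma},\quad\alpha'=\sqrt{(1-z)\cos\gamma},\quad\delta'=\sqrt{z\sin\gamma},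
\]
\[
u_x=\alpha+i\eta_x\delta,\qquad u'_y=\alpha+\eta_y\delta,\qquad v_x=\alpha'-i\eta_x\delta',\qquad v'_y=\alpha'-\eta_y\delta' .
\]
Then $u_xu'_y=\alpha^2+i\varepsilon_{xy}\delta^2+(i\eta_x+\eta_y)\alpha\delta$ and $v_xv'_y=\alpha'^2+i\varepsilon_{xy}\delta'^2-(i\eta_x+\eta_y)\alpha'\delta'$. Since $\alpha\delta=\alpha'\delta'$, the sum is $M_{xy}$.

\emph{The Kraus operators.} The moduli of $u'_y,v'_y$ depend on $y$, so a single splitting would treat the four blocks unequally. We add the splitting with $x$ and $y$ both flipped, which is allowed because $M_{x\oplus1,y\oplus1}=M_{xy}$. For $j\in\{0,1\}$ and $l\in\{0,1,2\}$ let $K_{jl}=\sqrt{p/6}\;K^A_{jl}\otimes K^B_{jl}$ with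
\[
K^A_{jl}=\sum_x|x\rangle\langle x|\otimes\Big(\frac{u_{x\oplus j}}{\sqrt c}\langle0|+\frac{\zeta^lv_{x\oplus j}}{\sqrt s}\langle1|\Big),\quad
K^B_{jl}=\sum_y|y\rangle\langle y|\otimes\Big(\frac{u'_{y\oplus j}}{\sqrt c}\langle0|+\frac{\zeta^{-l}v'_{y\oplus j}}{\sqrt s}\langle1|\Big).
\]
Then $K_{jl}(I\otimes|\tau_\theta\rangle)=\sqrt{p/6}\,W$, so $\Lambda_{\rm succ}(\rho\otimes\tau_\theta)=pW\rho W^\dagger$. The sum $\sum K_{jl}^\dagger K_{jl}$ has the block form \eqref{eq:blocks}, and by \eqref{eq:twirl} each $E_{xy}$ has off-diagonal entries only for the pair $\{00,11\}$.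

\emph{Diagonal of $E_{xy}$.} Let $\mu=\alpha^2+\delta^2$ and $\nu=\alpha'^2+\delta'^2$. Then $|u_x|^2=\mu$ and $|v_x|^2=\nu$ for both $x$, while $u'^2_{y\oplus j}$ and $v'^2_{y\oplus j}$ have averages $\mu$ and $\nu$ over $j$. So for all $x,y$ the diagonal entries are
\[
e_{00}=\frac{p\mu^2}{c^2},\qquad e_{11}=\frac{p\nu^2}{s^2},\qquad e_{01}=e_{10}=\frac{p\mu\nu}{cs}=\sqrt{e_{00}e_{11}} .
\]
Put $N=N_*(t)=\frac{1+\sigma}2+\frac{1-\sigma}2t^2\le1$. From $\mu,\nu=\frac12[(\cos\gamma+\sin\gamma)\pm t(\cos\gamma-\sin\gamma)]$ and $(\cos\gamma\pm\sin\gamma)^2=1\pm\sigma$ we get $\mu^2+\nu^2=N$ and $\mu^2-\nu^2=\kappa t$.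

\emph{Off-diagonal entry.} We have $\alpha\alpha'-\delta\delta'=\sqrt{z(1-z)}\,(\cos\gamma-\sin\gamma)$, $\alpha\delta'=z\sqrt{\sigma/2}$ and $\alpha'\delta=(1-z)\sqrt{\sigma/2}$. Hence
\[
u_x\overline{v_x}=(\alpha\alpha'-\delta\delta')+i\eta_x\sqrt{\sigma/2},\qquad u'_yv'_y=(\alpha\alpha'-\delta\delta')-\eta_y\,t\sqrt{\sigma/2}.
\]
The average over $j$ flips $\eta_x$ and $\eta_y$ together and removes the terms of the product that are linear in $\eta_x$ or $\eta_y$. What remains is $(1-\sigma)z(1-z)-\frac i2\varepsilon_{xy}\sigma t=\frac12[(1-N)-i\varepsilon_{xy}\sigma t]$, because $4z(1-z)=1-t^2$. Therefore $\langle11|E_{xy}|00\rangle=\frac p{2cs}[(1-N)-i\varepsilon_{xy}\sigma t]$.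

\emph{Positivity of the $\{00,11\}$ block.} Collecting the entries, this block of $I-E_{xy}$ equals
\[
\tfrac12D^{-1}\big[(1-pN)I-p(1-N)X+\varepsilon_{xy}\,p\sigma t\,Y+(C-p\kappa t)Z\big]D^{-1}.
\]
The four blocks differ only by conjugation, so nothing was lost in averaging them. The bracket has determinant $F(p,N,t)\ge0$, and $1-pN>0$ since $p<1$ and $N\le1$. So the block is positive semidefinite: with $r=\langle00|I-E_{xy}|11\rangle$,
\[
e_{00},e_{11}\in[0,1],\qquad(1-e_{00})(1-e_{11})\ge|r|^2 .
\]

\emph{Separability.} The Cauchy--Schwarz inequality for the unit vectors $(\sqrt{1-e_{00}},\sqrt{e_{00}})$ and $(\sqrt{1-e_{11}},\sqrt{e_{11}})$ gives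
\[
|r|+e_{01}\le\sqrt{(1-e_{00})(1-e_{11})}+\sqrt{e_{00}e_{11}}\le1 .
\]
So $1-e_{01}=1-e_{10}\ge|r|$, and $I-E_{xy}$ is separable across $R_A:R_B$ by Lemma~\ref{lem:sep}. Then $\sum_{xy}|x\rangle\langle x|\otimes|y\rangle\langle y|\otimes(I-E_{xy})=I-\sum K_{jl}^\dagger K_{jl}$ is separable across $A_1R_A:B_1R_B$, and Lemma~\ref{lem:fail} supplies $\Lambda_{\rm fail}$.
\end{proof}

\section{Proofs of the theorems and an example}\label{sec:final}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
If $p>0$ is achievable, then Lemma~\ref{lem:fail} and Proposition~\ref{prop:necessary} give $G(p)\ge0$, so $p\le p^\circ$ by Proposition~\ref{prop:solve}. Conversely, $p^\circ\in(0,1)$ and $t=t_{p^\circ}\in[0,1]$ satisfy $F(p^\circ,N_*(t),t)=G(p^\circ)=0$, so $p^\circ$ is achieved by Proposition~\ref{prop:sufficient}.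
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:more}]
(a) The upper bound used $\Lambda_{\rm fail}$ only through $\sum_kK_k^\dagger K_k\le I$, which holds for every completely positive $\Lambda_{\rm fail}$.

(c) For $\phi=\pi$ we have $C<1=C_*$ and $\sigma=1$, so \eqref{eq:cubic} reads $p[C^2-(1-p)^2]=0$ and $p=1-C$, as found directly from \eqref{eq:diagbound}. For $\sigma<1$, evaluate \eqref{eq:branches} at $p=1-C$, $t=0$:
\[
G(1-C)\ge C(1-\sigma+\sigma C)-C^2=C(1-C)(1-\sigma)>0 .
\]
Since $G\le0$ on $[p^\circ,1]$, this gives $p^\circ>1-C$. The value $2\sin^2\theta$ is also the most that any concentration strategy can give: a SEP instrument producing a Bell pair from $\tau_\theta$ with larger probability, followed by the second half of Protocol A, would exceed the optimum for $\phi=\pi$.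

(b) Protocol B achieves $p_{\rm I}$ by one-way LOCC. The LOCC optimum is at most $p(U,\tau_\theta)$, and this value is reached by Protocol B in regime (I) and by Protocol A for $\phi=\pi$.

(d) We have $p^\circ<1$ by Proposition~\ref{prop:solve}. As $e^{i\phi}\to1$, $\sigma\to0$ and $\kappa\to1$, so $C_*\to1>C$ and regime (II) applies eventually. Then \eqref{eq:cubic} gives $1-p\le\sigma^2C^2/[(1-\sigma)S^2]\to0$.
\end{proof}

\begin{remark}\label{rem:both}
In regime (II) with $\phi\ne\pi$, the optimum exceeds both protocols of Section~\ref{sec:protocols}. For Protocol A this is (c). For Protocol B, $p_{\rm I}>p_c$ means $t_{p_{\rm I}}<1$, so strict concavity in \eqref{eq:branches} gives $G(p_{\rm I})>F(p_{\rm I},1,1)=0$ and $p^\circ>p_{\rm I}$.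
\end{remark}

\begin{example}\label{ex:pi3}
Let $\phi=\pi/3$, so $\sigma=\frac12$, $\kappa=\frac{\sqrt3}2$ and $C_*=(\frac{\sqrt3}2+\frac{\sqrt3}6)^{-1}=\frac{\sqrt3}2$. Regime (I) is $\theta\le\pi/12$, and at $\theta=\pi/12$ we have $S^2=w=\frac14$ and $p=\frac12$. In regime (II), equation \eqref{eq:cubic} reads $(1-q)(C^2-q^2)=2q(1-C^2)$. For $C=\frac{\sqrt5}3<C_*$ it is solved by $q=\frac13\le C$, both sides being $\frac8{27}$, so $p(U,\tau_\theta)=\frac23$. Here $L=\frac56$, $t_p=\kappa C/L=\sqrt{3/5}$ and $N_*(t_p)=\frac9{10}$. Protocol A gives $1-\frac{\sqrt5}3<0.26$, and Protocol B gives $\frac4{63}(6+\sqrt{15})<0.63$.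
\end{example}

\begin{thebibliography}{1}
\bibitem{AMO} Seiseki Akibue, Jisho Miyazaki, Hiroyuki Osaka, \emph{Optimizing Entanglement Manipulation via Algebraic-Geometric Decompositions and Semidefinite Programming Hierarchies}, arXiv:2501.17394 (2025).
\end{thebibliography}
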